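\title{The largest expectation of a fermionic 2-body operator in a given pair state}

\begin{abstract}
Let $\Phi=\sum_k\lambda_k\,u_k\wedge v_k$ be a normalized two-fermion state in canonical form, and let $\Sigma_N(\Phi)$ be the supremum of $\langle\Phi,\gamma_2^\Psi\Phi\rangle$ over normalized $N$-fermion states $\Psi$, where $\gamma_2^\Psi$ is the 2-body operator of $\Psi$. We prove that
$\Sigma_N(\Phi)\le N\big(1-\frac{N-2}{2}\sum_k\lambda_k^4+\frac43(N-1)(N-2)\sum_k\lambda_k^6\big)$
for all even $N$. This proves a conjecture posed by Christiansen. For $N\lambda_{\max}^2\le1$ we determine the second-order term of $\Sigma_N(\Phi)/N$ exactly, up to an error of order $(N\lambda_{\max}^2)^3$. It follows that the order $(N\lambda_{\max}^2)^2$ of the conjectured error term is optimal and that its sharp asymptotic constant is $1/8$.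
\end{abstract}

\section{The problem and the results}\label{sec:intro}

Let $\mathfrak h$ be a separable complex Hilbert space, with inner product antilinear in the first argument, and let $\bigwedge^N\mathfrak h$ be the space of $N$-fermion states; we assume $\dim\mathfrak h\ge N$. The creation operator $c^*(f)$ is linear in $f\in\mathfrak h$, its adjoint $c(f)$ is antilinear in $f$, and they obey the canonical anticommutation relations
\[
c(f)c^*(g)+c^*(g)c(f)=\langle f,g\rangle,\qquad c(f)c(g)+c(g)c(f)=0 .
\]
For a normalized $\Psi\in\bigwedge^N\mathfrak h$, the \emph{2-body operator} $\gamma_2^\Psi$ on $\mathfrak h\otimes\mathfrak h$ is defined by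
\begin{equation}\label{eq:gamma}
\langle\varphi_1\otimes\varphi_2,\gamma_2^\Psi(\psi_1\otimes\psi_2)\rangle
=\langle\Psi,c^*(\psi_1)c^*(\psi_2)c(\varphi_2)c(\varphi_1)\Psi\rangle .
\end{equation}
It is nonnegative and self-adjoint, its trace is $N(N-1)$, and it satisfies Yang's bound $\gamma_2^\Psi\le N$. The number $\langle\Phi,\gamma_2^\Psi\Phi\rangle$ measures how strongly the two-particle state $\Phi$ is occupied in $\Psi$. Yang's bound is the same for all $\Phi$. We ask how much it improves when $\Phi$ is given, that is, we study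
\[
\Sigma_N(\Phi)=\sup\Big\{\langle\Phi,\gamma_2^\Psi\Phi\rangle:\ \Psi\in\textstyle\bigwedge^N\mathfrak h,\ \|\Psi\|=1\Big\}.
\]

Write $u\wedge v=\frac1{\sqrt2}(u\otimes v-v\otimes u)$. Every normalized $\Phi\in\mathfrak h\wedge\mathfrak h$ has a \emph{canonical form}
\[
\Phi=\sum_k\lambda_k\,u_k\wedge v_k,\qquad \lambda_k\ge0,\qquad \sum_k\lambda_k^2=1,
\]
where $(u_k)$ and $(v_k)$ are mutually orthonormal sets that jointly span $\mathfrak h$. We never use the spanning property, so a finite-dimensional $\mathfrak h$ is covered by letting $k$ run over a finite set. We call the pair of modes $u_k,v_k$ the $k$-th \emph{level}, and we put $\lambda_{\max}=\max_k\lambda_k$ and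
\[
w_k=\lambda_k^2,\qquad s=\sum_k\lambda_k^4,\qquad t=\sum_k\lambda_k^6,\qquad \delta=\lambda_{\max}^2 .
\]
These numbers have a probabilistic meaning. Choose the level $k$ with probability $w_k$ and let $W$ be the random variable $w_k$. Then $0\le W\le\delta$, and $s$ and $t$ are the first two moments of $W$. Hence
\begin{equation}\label{eq:moments}
s\le\delta,\qquad t\le\delta^2,\qquad t-s^2=\operatorname{Var}W\ge0 .
\end{equation}

Three cases can be solved exactly. For $N=2$ we have $\Sigma_2(\Phi)=2$ for every $\Phi$. For a single level, $\Phi=u\wedge v$, we have $\Sigma_N(\Phi)=2$ for every $N\ge2$, far below Yang's bound. Both facts are checked at the end of Section~\ref{sec:pairs}. If $\Phi$ is spread uniformly over $L$ levels, so that $s=1/L$, then $\Sigma_N(\Phi)=N\big(1-\frac{N-2}{2}s\big)$ for even $N\le L+2$ (Example~\ref{ex:uniform}).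

A heuristic count suggests that the last formula holds to first order for all $\Phi$. Let $N=2M$. If pairs of fermions were bosons, all $M$ pairs could be put in the state $\Phi$, which corresponds to the value $N$. The Pauli principle forbids two pairs in one level. A pair in the state $\Phi$ sits in level $k$ with probability $w_k$, so two independent pairs meet with probability $\sum_kw_k^2=s$. Each pair has $M-1$ others to avoid, and we expect a relative loss $(M-1)s=\frac{N-2}2s$. This is at most $\frac12N\lambda_{\max}^2$, and the next corrections should be of order $(N\lambda_{\max}^2)^2$.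

The problem, as posed in \cite{Chr}, starts from two known results.
\begin{itemize}
\item[(i)] If $N\ge2$, $\Psi\in\bigwedge^N\mathfrak h$ is normalized and $\Phi$ is a normalized eigenvector of $\gamma_2^\Psi$ with eigenvalue $\Lambda$, then $\Lambda\le N\big(1+\frac{N-2}2s\big)^{-1}$.
\item[(ii)] If $\Phi$ is normalized, $N$ is even and $N\lambda_{\max}^2\le1$, then there is a normalized $\Psi\in\bigwedge^N\mathfrak h$ with $\langle\Phi,\gamma_2^\Psi\Phi\rangle\ge N\big(1-\frac{N-2}2s-\frac12(N\lambda_{\max}^2)^2\big)$.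
\end{itemize}
Since $(1+x)^{-1}\le1-x+x^2$ for $x\ge0$, the bound in (i) is at most $N\big(1-\frac{N-2}2s+\frac14(N\lambda_{\max}^2)^2\big)$, which matches (ii). But (i) applies only to those $\Psi$ for which $\Phi$ is an eigenvector of $\gamma_2^\Psi$, so it does not bound $\Sigma_N(\Phi)$.

\medskip
\noindent\textbf{Conjecture} (\cite{Chr}). \emph{There is a constant $C>0$, independent of $\Phi$, such that for every normalized $\Phi\in\mathfrak h\wedge\mathfrak h$ and every even $N\ge2$ with $N\lambda_{\max}^2\le1$,}
\begin{equation}\label{eq:conj}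
\Sigma_N(\Phi)\le N\Big(1-\frac{N-2}2\sum_k\lambda_k^4+C\,(N\lambda_{\max}^2)^2\Big).
\end{equation}

The conjecture is true. Our proofs do not use (i) or (ii).

\begin{theorem}\label{thm:upper}
For every normalized $\Phi\in\mathfrak h\wedge\mathfrak h$ and every even $N\ge2$,
\[
\Sigma_N(\Phi)\le N\Big(1-\frac{N-2}2\,s+\frac43(N-1)(N-2)\,t\Big).
\]
\end{theorem}

Since $(N-1)(N-2)t\le N^2t\le(N\lambda_{\max}^2)^2$, the bound \eqref{eq:conj} holds with $C=\frac43$. The restriction $N\lambda_{\max}^2\le1$ is not needed, and $(N\lambda_{\max}^2)^2$ may be replaced by the smaller quantity $N^2\sum_k\lambda_k^6$. The second theorem identifies the second-order term: it is a multiple of the variance of $W$, in agreement with the uniform case, where $W$ is constant and the first-order formula is exact.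

\begin{theorem}\label{thm:second}
There is an absolute constant $C_0$ such that for every normalized $\Phi\in\mathfrak h\wedge\mathfrak h$ and every even $N\ge2$ with $N\lambda_{\max}^2\le1$,
\[
\Big|\frac1N\Sigma_N(\Phi)-\Big(1-\frac{N-2}2\,s+\frac{(N-2)^2}2\,(t-s^2)\Big)\Big|\le C_0\,(N\lambda_{\max}^2)^3 .
\]
\end{theorem}

\begin{corollary}\label{cor:sharp}
Let $N\ge2$ be even and $N\lambda_{\max}^2\le1$.
\begin{itemize}
\item[(a)] $\Sigma_N(\Phi)\le N\big(1-\frac{N-2}2s+\frac18(N\lambda_{\max}^2)^2+C_0(N\lambda_{\max}^2)^3\big)$.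
\item[(b)] $\Sigma_N(\Phi)\ge N\big(1-\frac{N-2}2s-C_0(N\lambda_{\max}^2)^3\big)$.
\item[(c)] If $\dim\mathfrak h=\infty$, there are $\Phi_n$ and $N_n$ with $\varepsilon_n=N_n\lambda_{\max}^2\to0$ such that
\[
\varepsilon_n^{-2}\Big(\frac1{N_n}\Sigma_{N_n}(\Phi_n)-1+\frac{N_n-2}2\,s\Big)\longrightarrow\frac18,
\]
where $\lambda_{\max}$ and $s$ refer to $\Phi_n$. Hence every admissible $C$ in \eqref{eq:conj} satisfies $C\ge\frac18$, and the error term cannot be replaced by $o\big((N\lambda_{\max}^2)^2\big)$.
\end{itemize}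
\end{corollary}

Thus the optimal constant in the limit $N\lambda_{\max}^2\to0$ is $\frac18$. We have not determined the best $C$ valid uniformly up to $N\lambda_{\max}^2=1$; it lies in $[\frac18,\frac43]$.

Both theorems start from the fact that $\Sigma_N(\Phi)$ is twice the squared norm of the operator that removes a pair in the state $\Phi$ (Section~\ref{sec:pairs}). Theorem~\ref{thm:upper} follows from a recursion in $N$ in which the coefficients $\lambda_k$ shrink at each step (Section~\ref{sec:recursion}). For Theorem~\ref{thm:second} we reduce the problem to a matrix with nonnegative entries (Section~\ref{sec:matrix}), whose norm is bounded from above and from below by one positive test function (Section~\ref{sec:test}). The corollary is proved in Section~\ref{sec:sharp}.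

\section{Pair operators}\label{sec:pairs}

For a unit vector $f$ let $n_f=c^*(f)c(f)$; this is the projection onto states in which the mode $f$ is occupied, and $c(f)c^*(f)=1-n_f$. Define
\[
b_k=c(v_k)c(u_k),\qquad b_k^*=c^*(u_k)c^*(v_k),\qquad n_k=n_{u_k}+n_{v_k}.
\]
Creation and annihilation operators of orthogonal modes anticommute, so a product of two of them commutes with every operator of the other modes. Hence $b_k$ commutes with $b_l$ and $b_l^*$ for $k\ne l$, and
\[
b_k^*b_k=c^*(u_k)\,n_{v_k}\,c(u_k)=n_{u_k}n_{v_k},\qquad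
b_kb_k^*=c(v_k)(1-n_{u_k})c^*(v_k)=(1-n_{u_k})(1-n_{v_k}).
\]
Subtracting these, and using $n_k-2n_{u_k}n_{v_k}=(n_{u_k}-n_{v_k})^2\ge0$, we obtain
\begin{equation}\label{eq:comm}
[b_k,b_l^*]=\delta_{kl}(1-n_k),\qquad n_k\ge2b_k^*b_k .
\end{equation}
The term $-n_k$ is the deviation of the pairs from bosons.

The recursion of Section~\ref{sec:recursion} changes the coefficients, so we allow an arbitrary real sequence $x\in\ell^2$. Let $B_x=\sum_kx_kb_k$, and let $E_N(x)$ be the squared norm of $B_x:\bigwedge^N\mathfrak h\to\bigwedge^{N-2}\mathfrak h$, with $E_0=E_1=0$.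

\begin{lemma}\label{lem:B}
For real $x\in\ell^2$ the series $B_x$ converges in norm on each $\bigwedge^N\mathfrak h$, and $E_N(x)\le\lfloor N/2\rfloor\|x\|^2$. For $N\ge2$,
\begin{equation}\label{eq:step}
E_N(x)\le\|x\|^2+\sup_{\Theta\in\bigwedge^{N-2}\mathfrak h,\ \|\Theta\|=1}\Big(\|B_x\Theta\|^2-2\sum_kx_k^2\|b_k\Theta\|^2\Big).
\end{equation}
\end{lemma}

\begin{proof}
Let $x$ be finitely supported. An operator and its adjoint have the same norm, so $E_N(x)=\sup\langle\Theta,B_xB_x^*\Theta\rangle$ over normalized $\Theta\in\bigwedge^{N-2}\mathfrak h$. By \eqref{eq:comm},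
\begin{equation}\label{eq:BB}
B_xB_x^*=\|x\|^2+B_x^*B_x-\sum_kx_k^2n_k\le\|x\|^2+B_x^*B_x-2\sum_kx_k^2\,b_k^*b_k ,
\end{equation}
which gives \eqref{eq:step}. Dropping the negative term gives $E_N(x)\le\|x\|^2+E_{N-2}(x)$, and induction gives $E_N(x)\le\lfloor N/2\rfloor\|x\|^2$. Since $B_x-B_y=B_{x-y}$, this bound shows that the partial sums of $B_x$ form a Cauchy sequence in norm for every $x\in\ell^2$. The other series in \eqref{eq:BB} converge in norm because $\|n_k\|\le2$ and $\|b_k\|\le1$. So all statements pass to the limit.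
\end{proof}

\begin{lemma}\label{lem:identity}
For normalized $\Psi\in\bigwedge^N\mathfrak h$ we have $\langle\Phi,\gamma_2^\Psi\Phi\rangle=2\|B_\lambda\Psi\|^2$. Hence $\Sigma_N(\Phi)=2E_N(\lambda)$.
\end{lemma}

\begin{proof}
Let $A$ be the antilinear map on finite sums of product vectors with $A(\varphi_1\otimes\varphi_2)=c(\varphi_2)c(\varphi_1)\Psi$. Moving the creation operators in \eqref{eq:gamma} to the left argument gives $\langle\chi,\gamma_2^\Psi\chi'\rangle=\langle A\chi',A\chi\rangle$ for such finite sums. Moreover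
\[
A(u_k\wedge v_k)=\tfrac1{\sqrt2}\big(c(v_k)c(u_k)-c(u_k)c(v_k)\big)\Psi=\sqrt2\,b_k\Psi .
\]
Since the $\lambda_k$ are real, the identity holds for the partial sums of $\Phi$. It passes to the limit because $\gamma_2^\Psi$ is bounded and the partial sums of $B_\lambda$ converge in norm.
\end{proof}

The two lemmas give $\Sigma_N(\Phi)\le N$, which is Yang's bound; it corresponds to dropping the negative term in \eqref{eq:step}. They also give the first two cases of Section~\ref{sec:intro}. On the vacuum, $B_\lambda$ and all $n_k$ vanish, so the equality in \eqref{eq:BB} gives $E_2(\lambda)=1$. For a single level, $B_\lambda^*B_\lambda=n_un_v$ is a nonzero projection on $\bigwedge^N\mathfrak h$, so $E_N(\lambda)=1$.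

\section{A recursion in the particle number}\label{sec:recursion}

To improve on Yang's bound we must keep the negative term in \eqref{eq:step}. The difficulty is that this term is not a function of $B_x$, so the supremum in \eqref{eq:step} is not of the form $E_{N-2}$ and the recursion does not close. We close it as follows. Split $B_x=B_{(1-h)x}+B_{hx}$, where $hx$ denotes the sequence $(h_kx_k)$. By the Cauchy--Schwarz inequality, $\|B_{hx}\Theta\|^2$ is bounded by a multiple of $\sum_kx_k^2\|b_k\Theta\|^2$, so the negative term can pay for removing $B_{hx}$. What remains is a pair operator with smaller coefficients.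

\begin{lemma}\label{lem:rec}
Let $x,h\in\ell^2$ be real with $R^2=\sum_kh_k^2<2$. Then for $N\ge2$,
\[
E_N(x)\le\|x\|^2+\frac1{1-R^2/2}\,E_{N-2}\big((1-h)x\big).
\]
\end{lemma}

\begin{proof}
For $R=0$ drop the negative term in \eqref{eq:step}. Let $R>0$, let $\Theta\in\bigwedge^{N-2}\mathfrak h$ be normalized, and put $D=\sum_kx_k^2\|b_k\Theta\|^2\le\|x\|^2$. Then
\[
\|B_{hx}\Theta\|^2\le\Big(\sum_k|h_k|\,|x_k|\,\|b_k\Theta\|\Big)^2\le R^2D .
\]
For vectors $\xi,\eta$ and $\theta>0$ we have $\|\xi+\eta\|^2\le(1+\theta)\|\xi\|^2+(1+\theta^{-1})\|\eta\|^2$. Therefore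
\[
\|B_x\Theta\|^2\le(1+\theta)\|B_{(1-h)x}\Theta\|^2+(1+\theta^{-1})R^2D .
\]
We choose $\theta$ so that the last term equals the available $2D$. This means $\theta=R^2/(2-R^2)$, which is positive because $R^2<2$, and then $1+\theta=(1-R^2/2)^{-1}$. Thus $\|B_x\Theta\|^2-2D\le(1-R^2/2)^{-1}E_{N-2}((1-h)x)$, and \eqref{eq:step} gives the claim.
\end{proof}

\subsection*{Four particles}
For $N=4$, Lemmas~\ref{lem:rec} and~\ref{lem:B} give
\[
E_4(\lambda)\le1+\frac{\|(1-h)\lambda\|^2}{1-R^2/2}.
\]
The numerator $1-2\sum_kh_kw_k+\sum_kh_k^2w_k$ carries the gain and the denominator carries the cost. For small $h$ and $w$ the quotient is $1-2\sum_kh_kw_k+\frac12\sum_kh_k^2$ to leading order. This is minimal for $h_k=2w_k$, with value $1-2s$. With this choice $R^2=4s$, and for $s<\frac12$,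
\begin{equation}\label{eq:four}
E_4(\lambda)\le1+\frac{1-4s+4t}{1-2s}=2-\frac{2s-4t}{1-2s}=2-2s+4(t-s^2)+O(\delta^3).
\end{equation}
Half of the gain $4s$ pays the cost, and the other half is the loss $M(M-1)s=2s$ predicted by the heuristic for $M=2$. For general $N$ we iterate with the same $h$: after $j$ steps both the gain and the cost are multiplied by $j$ to leading order, so the optimal $h$ does not change.

\begin{proof}[Proof of Theorem~\ref{thm:upper}]
Let $N=2M$. By Lemma~\ref{lem:identity} and $\frac43(N-1)(N-2)=\frac83(M-1)(2M-1)$, we must show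
\begin{equation}\label{eq:goalA}
E_{2M}(\lambda)\le M\Big(1-(M-1)s+\frac83(M-1)(2M-1)\,t\Big).
\end{equation}
For $M=1$ this is $E_2(\lambda)\le1$. Let $M\ge2$. The iteration accumulates a cost $(1-2s)^{-j}$, which is under control only if $Ms$ is bounded; in the opposite case Yang's bound is already enough.

\emph{Case $(M-1)s>\frac14$.} Since $t\ge s^2$ and $2M-1\ge2(M-1)$,
\[
\tfrac83(M-1)(2M-1)\,t\ge\tfrac{16}3\big[(M-1)s\big]^2\ge\tfrac43(M-1)s\ge(M-1)s .
\]
So the right side of \eqref{eq:goalA} is at least $M$, and $E_{2M}(\lambda)\le M$ by Lemma~\ref{lem:B}.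

\emph{Case $(M-1)s\le\frac14$.} Here $s\le\frac14$, so $h_k=2w_k$ has $R^2=4s<2$. Apply Lemma~\ref{lem:rec} successively to $x=\lambda,\ (1-h)\lambda,\ (1-h)^2\lambda,\dots$, a total of $M$ times, and use $E_0=0$:
\begin{equation}\label{eq:iter}
E_{2M}(\lambda)\le\sum_{j=0}^{M-1}(1-2s)^{-j}A_j,\qquad A_j=\sum_kw_k(1-2w_k)^{2j}.
\end{equation}
Let $1\le j\le M-1$. For $X\in[0,2]$ the second derivative of $(1-X)^{2j}$ is $2j(2j-1)(1-X)^{2j-2}\le2j(2j-1)$, so Taylor's formula at $X=0$ gives $(1-X)^{2j}\le1-2jX+j(2j-1)X^2$. We put $X=2w_k\in[0,2]$ and average with the weights $w_k$: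
\[
0\le A_j\le1-4js+4j(2j-1)t\le1-4js+8j^2t .
\]
Let $a=2js\le\frac12$. Bernoulli's inequality gives $(1-2s)^j\ge1-a\ge\frac12$. Since $\frac{1-2a}{1-a}=1-\frac a{1-a}\le1-a$,
\[
(1-2s)^{-j}A_j\le\frac{1-2a}{1-a}+\frac{8j^2t}{1-a}\le1-2js+16j^2t .
\]
For $j=0$ both sides equal $1$. Summing with $\sum_{j<M}2j=M(M-1)$ and $\sum_{j<M}j^2=\frac16M(M-1)(2M-1)$ gives \eqref{eq:goalA}.
\end{proof}

\begin{remark}
The bound \eqref{eq:iter} is not exact at second order. For $L\ge3$ uniform levels its $j$-th term is $(1-2/L)^j$, while the exact value in Example~\ref{ex:uniform} equals $\sum_{j<M}(1-2j/L)$. The terms agree for $j\le1$ and differ at order $j^2/L^2$ for $j\ge2$. This is why Theorem~\ref{thm:second} needs another method.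
\end{remark}

\section{Reduction to a matrix with nonnegative entries}\label{sec:matrix}

Let $N=2M$, $K=\{k:\lambda_k>0\}$ and $H=B_\lambda^*B_\lambda$, so that $E_N(\lambda)$ is the norm of $H$ on $\bigwedge^N\mathfrak h$. The operator $H$ moves a whole pair from one level to another and leaves all other particles in place. Since the $b_k^*$ commute, no fermionic signs appear when this is written in a suitable basis.

For $r\ge0$ let $\mathcal S_r$ be the set of $r$-element subsets of $K$. We write $S\setminus i$ and $S\cup j$ for $S\setminus\{i\}$ and $S\cup\{j\}$. The \emph{pair matrix} on $\mathcal S_r$ is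
\[
H_{SS}=\sum_{i\in S}w_i,\qquad H_{SS'}=\lambda_i\lambda_j\ \text{ if }S\setminus S'=\{i\},\ S'\setminus S=\{j\},\qquad H_{SS'}=0\ \text{ otherwise.}
\]
It is symmetric, has nonnegative entries, and acts on functions by
\begin{equation}\label{eq:H}
(H\varphi)(S)=\sum_{i\in S}\ \sum_{j\in K\setminus(S\setminus i)}\lambda_i\lambda_j\,\varphi\big((S\setminus i)\cup j\big),
\end{equation}
where the terms $j=i$ give the diagonal. Let $e_r$ be its norm on $\ell^2(\mathcal S_r)$, with $e_0=0$, and $e_r=0$ if $|K|<r$.

\begin{lemma}\label{lem:sectors}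
The pair matrix is a bounded nonnegative operator on $\ell^2(\mathcal S_r)$, and
\[
e_M\le E_{2M}(\lambda)\le\max_{0\le r\le M}e_r .
\]
\end{lemma}

\begin{proof}
Complete $(u_k,v_k)_{k\in K}$ to an orthonormal basis of $\mathfrak h$. The Slater determinants built from this basis, that is, the vectors obtained by applying creation operators of distinct basis vectors to the vacuum, form orthonormal bases of the spaces $\bigwedge^n\mathfrak h$ once a sign is fixed for each. Let $\Omega$ be a determinant in which no level $k\in K$ is doubly occupied, let $U\subset K$ be the set of its singly occupied levels, and for finite $S\subset K\setminus U$ let $\Omega_S=\prod_{k\in S}b_k^*\,\Omega$. The order of the factors is irrelevant. Up to sign, $\Omega_S$ is the determinant obtained from $\Omega$ by filling the levels in $S$, and every determinant arises from exactly one pair $(\Omega,S)$. Call the closed span of the $\Omega_S$ with $|S|=r$ the \emph{sector} $(\Omega,r)$. The sectors with $0\le r\le M$ and $\Omega\in\bigwedge^{N-2r}\mathfrak h$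 decompose $\bigwedge^N\mathfrak h$ orthogonally.

If $j\in K\setminus(U\cup S)$, then $b_j^*\Omega_S=\Omega_{S\cup j}$; if $j\in U\cup S$, then $b_j^*\Omega_S=0$, since an occupied mode is created again. If $i\in S$, then $b_i\Omega_S=b_ib_i^*\Omega_{S\setminus i}=(1-n_{u_i})(1-n_{v_i})\Omega_{S\setminus i}=\Omega_{S\setminus i}$; if $i\in K\setminus S$, then $\|b_i\Omega_S\|^2=\langle\Omega_S,n_{u_i}n_{v_i}\Omega_S\rangle=0$. Therefore
\[
H\Omega_S=\sum_{i\in S}\ \sum_{j\in K\setminus(U\cup(S\setminus i))}\lambda_i\lambda_j\,\Omega_{(S\setminus i)\cup j}.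
\]
So each sector is invariant under $H$, and $\langle\Omega_{S'},H\Omega_S\rangle=H_{S'S}$ for $S,S'\subset K\setminus U$.

If $\Omega$ is the vacuum, then $U=\emptyset$, and the sector $(\Omega,r)\subset\bigwedge^{2r}\mathfrak h$ carries the full pair matrix on $\mathcal S_r$. This matrix is therefore bounded and nonnegative, and $r=M$ gives $e_M\le E_{2M}(\lambda)$. For general $\Omega$ the matrix of $H$ on $(\Omega,r)$ is the principal submatrix indexed by the $r$-subsets of $K\setminus U$. Extending functions by zero preserves the quadratic form, so the norm on this sector is at most $e_r$. The norm of $H$ on $\bigwedge^N\mathfrak h$ is the supremum of its norms on the sectors.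
\end{proof}

For a matrix with nonnegative entries, a positive test function bounds the norm from both sides: from below by the variational principle and from above by the Schur test.

\begin{lemma}\label{lem:schur}
Let $\mathcal S_r\ne\emptyset$, let $\psi\in\ell^2(\mathcal S_r)$ be strictly positive, and let $T(S)=(H\psi)(S)/\psi(S)$. Then $\inf_ST(S)\le e_r\le\sup_ST(S)$.
\end{lemma}

\begin{proof}
First, $e_r\|\psi\|^2\ge\langle\psi,H\psi\rangle=\sum_S\psi(S)^2T(S)\ge\|\psi\|^2\inf T$. Second, for finitely supported $\varphi$ the inequality $pq\le\frac12(p^2+q^2)$ gives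
\[
|\varphi(S)|\,|\varphi(S')|\le\frac12\Big(|\varphi(S)|^2\frac{\psi(S')}{\psi(S)}+|\varphi(S')|^2\frac{\psi(S)}{\psi(S')}\Big).
\]
Multiply by $H_{SS'}=H_{S'S}\ge0$ and sum over $S,S'$. This yields $|\langle\varphi,H\varphi\rangle|\le\sum_S|\varphi(S)|^2T(S)\le\|\varphi\|^2\sup T$. The norm of a bounded nonnegative operator is the supremum of its quadratic form over unit vectors in a dense subspace.
\end{proof}

\begin{example}[Uniform coefficients]\label{ex:uniform}
Let $|K|=L$ and $w_k=1/L$ on $K$, so that $s=1/L$ and $t=s^2$. Take $\psi=1$ on $\mathcal S_r$ with $1\le r\le L$. The sum \eqref{eq:H} has $r(L-r+1)$ terms, each equal to $1/L$. So $T$ is constant and $e_r=r\big(1-(r-1)s\big)$. The increments $e_{r+1}-e_r=1-2r/L$ are nonnegative for $r\le L/2$. If $N=2M\le L+2$, the two bounds in Lemma~\ref{lem:sectors} coincide, and $\Sigma_N(\Phi)=2e_M=N\big(1-\frac{N-2}2s\big)$.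

If $L+2<N\le2L$, then $e_{M-1}>e_M$. When $\mathfrak h$ has two further modes orthogonal to the $L$ levels, placing two particles there gives $E_N(\lambda)\ge e_{M-1}$, and the formula fails. So some restriction on $N\delta$ is needed for the sector with $M$ pairs to be the best one.
\end{example}

\section{The test function and the second-order term}\label{sec:test}

From now on $\varepsilon=2M\delta\le1$, and all $O(\cdot)$ have absolute constants. Since $\sum_Kw_k=1$ and $w_k\le\delta$, we have $|K|\ge1/\delta\ge2M$, so $\mathcal S_M$ is not empty. By Lemma~\ref{lem:schur} it suffices to find $\psi>0$ for which $T(S)$ is independent of $S$ up to $M\,O(\varepsilon^3)$. Note that this must hold for \emph{all} $S$, not only for typical ones.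

Bosonic pairs suggest the amplitude $\prod_{i\in S}\lambda_i$, so we write $\psi(S)=e^{F(S)}\prod_{i\in S}\lambda_i$. If $F$ is bounded, then $\psi\in\ell^2(\mathcal S_M)$, because $\sum_{|S|=M}\prod_{i\in S}w_i\le\frac1{M!}\big(\sum_kw_k\big)^M$. Replacing $i$ by $j$ multiplies the product by $\lambda_j/\lambda_i$, so \eqref{eq:H} gives
\begin{equation}\label{eq:T}
T(S)=\sum_{i\in S}\ \sum_{j\in K\setminus(S\setminus i)}w_j\,e^{\Delta_{ij}},\qquad \Delta_{ij}=F\big((S\setminus i)\cup j\big)-F(S).
\end{equation}
Put
\[
m=M-1,\qquad P=\sum_{i\in S}w_i\le\frac\varepsilon2,\qquad P_2=\sum_{i\in S}w_i^2 .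
\]
For $F=0$ we get $T(S)=\sum_{i\in S}(1-P+w_i)=M-mP$. This depends on $S$ already at first order, except in the uniform case. It is smaller on sets of heavy levels, so $F$ should penalize such sets.

\subsection*{Two pairs}
Let $M=2$, $S=\{p,q\}$ and $F=-P$. Then $\Delta_{ij}=w_i-w_j$. With $A=\sum_jw_je^{-w_j}=1-s+\frac12t+O(\delta^3)$, formula \eqref{eq:T} reads
\[
T(S)=e^{w_p}\big(A-w_qe^{-w_q}\big)+e^{w_q}\big(A-w_pe^{-w_p}\big).
\]
The first product equals
\[
1-s+w_p-w_q+\tfrac12t-sw_p+\tfrac12w_p^2+w_q^2-w_pw_q+O(\delta^3).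
\]
When we add the same expression with $p$ and $q$ exchanged, the terms $\pm(w_p-w_q)$ cancel. With $2w_pw_q=P^2-P_2$ we find
\[
T(S)=2-2s+t-sP+\tfrac52P_2-P^2+O(\delta^3).
\]
So $e_2=2-2s+O(\delta^2)$: the factor $e^{-P}$ has removed the dependence on $S$ at first order. At second order three terms depend on $S$, namely $sP$, $P_2$ and $P^2$. We remove them by adding the same three terms to $F$ with free coefficients.

\begin{proposition}\label{prop:eM}
Let $g(M)=M-M(M-1)s+2M(M-1)^2(t-s^2)$. There is an absolute constant $C_0$ such that $|e_M-g(M)|\le C_0M(2M\delta)^3$ for all $M\ge1$ with $2M\delta\le1$.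
\end{proposition}

\begin{proof}
Let $F(S)=-\alpha P+\beta P_2+\gamma P^2$ with real parameters in the ranges
\begin{equation}\label{eq:ranges}
|\alpha-m|\le2M^2\delta,\qquad|\beta|\le\tfrac32M^2,\qquad|\gamma|\le\tfrac12M .
\end{equation}
The function $F$ is bounded since $P,P_2\le1$. For $i\in S$ and $j\in K$ put $a=w_j-w_i$ and
\[
\Delta_{ij}=-\alpha a+\beta(w_j^2-w_i^2)+\gamma(2Pa+a^2).
\]
For $j\notin S\setminus i$ this is the increment in \eqref{eq:T}, because $P$ changes to $P+a$. For $j\in S\setminus i$ it is only a definition, which lets us write the inner sum in \eqref{eq:T} as a sum over $K$ minus a sum over $S\setminus i$.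

\emph{Size of $\Delta_{ij}$.} We have $|a|\le\delta$, $P\le M\delta$ and $M^2\delta^2=\varepsilon^2/4$. Hence $|ma|\le\frac12\varepsilon$ and
\[
|\Delta_{ij}+ma|\le2M^2\delta^2+\tfrac32M^2\delta^2+\tfrac12M(2M+1)\delta^2\le5M^2\delta^2=\tfrac54\varepsilon^2 .
\]
Since $\varepsilon\le1$, it follows that $|\Delta_{ij}|\le\frac74\varepsilon\le\frac74$ and $\Delta_{ij}^2-m^2a^2=(\Delta_{ij}+ma)(\Delta_{ij}-ma)=O(\varepsilon^3)$. Taylor's formula for the exponential on a bounded interval gives
\begin{equation}\label{eq:exp}
e^{\Delta_{ij}}=1+\Delta_{ij}+\tfrac12m^2a^2+O(\varepsilon^3),\qquad e^{\Delta_{ij}}=1-ma+O(\varepsilon^2).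
\end{equation}

\emph{The sum over $K$.} The weights $w_j$ have total mass $1$, so we need the first formula in \eqref{eq:exp}. The averages over $j$ are
\[
\sum_{j}w_ja=s-w_i,\qquad\sum_jw_j(w_j^2-w_i^2)=t-w_i^2,\qquad\sum_jw_ja^2=t-2sw_i+w_i^2 .
\]
Summing these over the $M$ elements $i\in S$ gives $Ms-P$, $Mt-P_2$ and $Mt-2sP+P_2$. Therefore
\begin{align*}
\sum_{i\in S}\sum_{j\in K}w_je^{\Delta_{ij}}={}&M-\alpha(Ms-P)+\beta(Mt-P_2)+2\gamma P(Ms-P)\\
&+\big(\gamma+\tfrac12m^2\big)(Mt-2sP+P_2)+M\,O(\varepsilon^3).
\end{align*}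
Each term of $F$ reappears here with the opposite sign, which is why its coefficient can be tuned to cancel the corresponding term of $T$.

\emph{The sum over $S\setminus i$.} Now the weights have total mass at most $P\le\varepsilon/2$, so the second formula in \eqref{eq:exp} is enough:
\[
\sum_{j\in S\setminus i}w_je^{\Delta_{ij}}=(P-w_i)-m(P_2-w_i^2)+mw_i(P-w_i)+O(\varepsilon^3)=P-w_i-mP_2+mw_iP+O(\varepsilon^3).
\]
Summing over $i\in S$ gives $mP-mMP_2+mP^2+M\,O(\varepsilon^3)$.

\emph{Collecting terms.} Subtracting, and using $2\gamma M-2\gamma=2\gamma m$ in the coefficient of $sP$, we obtain uniformly in $S$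
\begin{align*}
T(S)={}&M-\alpha Ms+\big(\beta+\gamma+\tfrac12m^2\big)Mt+\big[(\alpha-m)+(2\gamma m-m^2)s\big]P\\
&+\big[-\beta+\gamma+\tfrac12m^2+mM\big]P_2-\big[2\gamma+m\big]P^2+M\,O(\varepsilon^3).
\end{align*}
(For $M=2$, $\alpha=1$, $\beta=\gamma=0$ this is the formula found above for two pairs.) The three brackets vanish for exactly one choice of the parameters. The last gives $\gamma$, and then the other two give $\beta$ and $\alpha$:
\[
\gamma=-\frac m2,\qquad\beta=-\frac m2+\frac{m^2}2+m(m+1)=\frac{m(3m+1)}2,\qquad\alpha=m+2m^2s .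
\]
These values satisfy \eqref{eq:ranges}, since $s\le\delta$ and $3m^2+m\le3M^2$. With them, $\beta+\gamma+\frac12m^2=\frac12(3m^2+m-m+m^2)=2m^2$ and $\alpha Ms=Mms+2Mm^2s^2$. Hence
\[
T(S)=M-Mms+2Mm^2(t-s^2)+M\,O(\varepsilon^3)=g(M)+M\,O(\varepsilon^3)
\]
uniformly in $S$, and Lemma~\ref{lem:schur} gives the claim.
\end{proof}

For $M=2$ the value $g(2)=2-2s+4(t-s^2)$ agrees with the upper bound \eqref{eq:four}, which was obtained by the other method.

\begin{proof}[Proof of Theorem~\ref{thm:second}]
Let $N=2M$ and $\varepsilon=N\delta\le1$. For $1\le r\le M$ we have $2r\delta\le\varepsilon\le1$, so Proposition~\ref{prop:eM} gives $|e_r-g(r)|\le C_0M\varepsilon^3$; also $e_0=g(0)=0$. To exclude the sectors with fewer pairs we show that $g$ is nondecreasing on $\{0,\dots,M\}$. Since $t\ge s^2$ and $r(r-1)^2$ is nondecreasing in the integer $r\ge0$, we have for $0\le r<M$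
\[
g(r+1)-g(r)\ge1-\big[(r+1)r-r(r-1)\big]s=1-2rs\ge1-\varepsilon\ge0 .
\]
By Lemma~\ref{lem:sectors},
\[
g(M)-C_0M\varepsilon^3\le e_M\le E_N(\lambda)\le\max_{0\le r\le M}g(r)+C_0M\varepsilon^3=g(M)+C_0M\varepsilon^3 .
\]
Divide by $M$ and use $\Sigma_N(\Phi)/N=E_N(\lambda)/M$, $M-1=\frac{N-2}2$ and $2(M-1)^2=\frac{(N-2)^2}2$.
\end{proof}

The hypothesis $N\lambda_{\max}^2\le1$ was used three times: to ensure that $K$ has enough levels, to keep $\Delta_{ij}$ bounded in \eqref{eq:exp}, and for the monotonicity of $g$, whose role is illustrated at the end of Example~\ref{ex:uniform}.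

\section{The constant $1/8$}\label{sec:sharp}

By Theorem~\ref{thm:second}, the second-order term is largest when the variance of $W$ is largest for given $\delta$. A variable with values in $[0,\delta]$ has maximal variance when it takes the values $0$ and $\delta$ with equal probability. Here $W$ cannot vanish with positive probability, but it can be much smaller than $\delta$ with probability $\frac12$: spread half of the weight over many light levels.

\begin{proof}[Proof of Corollary~\ref{cor:sharp}]
Since $0\le W\le\delta$, the variance of $W$ is at most the mean of $(W-\delta/2)^2$, which is at most $\delta^2/4$ (Popoviciu's inequality). With \eqref{eq:moments},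
\[
0\le\frac{(N-2)^2}2(t-s^2)\le\frac18(N\delta)^2,
\]
and Theorem~\ref{thm:second} gives (a) and (b).

For (c), let $\Phi_n$ have $n$ levels with $w_k=\frac1{2n}$ and $n^2$ levels with $w_k=\frac1{2n^2}$, all other coefficients being zero; the condition $\dim\mathfrak h=\infty$ provides these levels for every $n$. Each group has total weight $\frac12$. So $\delta=\frac1{2n}$, and $W$ takes the values $\delta$ and $\delta/n$ with probability $\frac12$ each. Hence
\[
s=\frac\delta2\Big(1+\frac1n\Big),\qquad t-s^2=\frac{\delta^2}4\Big(1-\frac1n\Big)^2 .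
\]
Choose even $N_n\to\infty$ with $N_n/n\to0$, for instance $N_n=2\lceil\sqrt n\,\rceil$. Then $\varepsilon_n=N_n\delta\to0$, and for large $n$ Theorem~\ref{thm:second} gives
\[
\varepsilon_n^{-2}\Big(\frac1{N_n}\Sigma_{N_n}(\Phi_n)-1+\frac{N_n-2}2s\Big)=\frac18\Big(1-\frac2{N_n}\Big)^2\Big(1-\frac1n\Big)^2+O(\varepsilon_n)\longrightarrow\frac18 .
\]
If \eqref{eq:conj} holds with a constant $C$, the left side is at most $C$, so $C\ge\frac18$; an error term $o(\varepsilon_n^2)$ would force the limit to be at most $0$.
\end{proof}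

\begin{remark}
The same example shows that the eigenvector hypothesis in (i) cannot be dropped. Let $x_n=\frac{N_n-2}2s$. Then $x_n/\varepsilon_n\to\frac14$, so $(1+x_n)^{-1}\le1-x_n+x_n^2=1-x_n+\big(\frac1{16}+o(1)\big)\varepsilon_n^2$, while $\Sigma_{N_n}(\Phi_n)/N_n=1-x_n+\big(\frac18+o(1)\big)\varepsilon_n^2$. Hence $\Sigma_{N_n}(\Phi_n)>N_n(1+x_n)^{-1}$ for large $n$. On the other side, Corollary~\ref{cor:sharp}(b) is stronger than (ii) when $C_0N\lambda_{\max}^2<\frac12$.
\end{remark}

\begin{thebibliography}{1}

\bibitem{Chr}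
Martin Ravn Christiansen, \emph{A Correlational Bound for Eigenvalues of Fermionic 2-Body Operators}, arXiv:2505.21167 (2025).

\end{thebibliography}
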